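# Eigenvalues of the quantum Rabi model between consecutive integers: the $G$-conjecture and a logarithmic saddle

## 1. The quantum Rabi Hamiltonian, its parity sectors, and interval counts

Let $a^\dagger,a$ be the creation and annihilation operators on $L^2(\mathbb R)$, with number basis $|0\rangle,|1\rangle,\dots$, so that $a|n\rangle=\sqrt n\,|n-1\rangle$ and $a^\dagger a|n\rangle=n|n\rangle$. The position is $q=(a+a^\dagger)/\sqrt2$, and $|n\rangle$ is the Hermite function $\phi_n(q)$. Write $R=(-1)^{a^\dagger a}$. Since $\phi_n$ has the parity of $n$, $R$ is the reflection $(Rf)(q)=f(-q)$. It satisfies $R=R^*$, $R^2=1$, and it anticommutes with $a+a^\dagger$.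

**Definition (quantum Rabi model).** For fixed $g>0$, $\Delta>0$, on $L^2(\mathbb R)\otimes\mathbb C^2$,
$$H_{\rm Rabi}=a^\dagger a+\Delta\,\sigma_z+g\,\sigma_x(a^\dagger+a).$$

It is self-adjoint on $D(a^\dagger a)\otimes\mathbb C^2$. Indeed $\|a\psi\|^2$ and $\|a^\dagger\psi\|^2$ are at most $\langle\psi,(a^\dagger a+1)\psi\rangle\le\|(a^\dagger a+1)\psi\|\,\|\psi\|$, so the coupling is bounded by $\varepsilon\|a^\dagger a\psi\|+C_\varepsilon\|\psi\|$ for every $\varepsilon>0$, and Kato–Rellich applies. The spectrum is purely discrete.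

*Example.* $H_{\rm Rabi}\,|0\rangle\otimes{\uparrow}=\Delta\,|0\rangle\otimes{\uparrow}+g\,|1\rangle\otimes{\downarrow}$: the coupling moves one quantum and flips the spin at the same time.

**Definition (parity).** $\Pi=\sigma_zR$. It commutes with $H_{\rm Rabi}$, because $\sigma_x$ and $a+a^\dagger$ each change sign under it. Its eigenspaces for $\pm1$ are $\mathcal H_\pm$, and an eigenvalue has parity $\sigma\in\{+,-\}$ if it is an eigenvalue of $H_{\rm Rabi}$ restricted to $\mathcal H_\sigma$.

*Example.* $\mathcal H_+$ is spanned by $|0\rangle{\uparrow},\ |1\rangle{\downarrow},\ |2\rangle{\uparrow},\ |3\rangle{\downarrow},\dots$, and $\mathcal H_-$ by the same list with the arrows exchanged.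

**Definition (normalized eigenvalue).** If $\lambda$ is an eigenvalue of $H_{\rm Rabi}$, its normalized value is $x=\lambda+g^2$, an eigenvalue of $\tilde H=H_{\rm Rabi}+g^2$. We list the normalized eigenvalues of parity $\sigma$ as $x_0^\sigma\le x_1^\sigma\le\cdots$.

The shift by $g^2$ becomes natural once each sector is written as a scalar problem. An element of $\mathcal H_\sigma$ is a pair $(\psi_\uparrow,\psi_\downarrow)$ with $R\psi_\uparrow=\sigma\psi_\uparrow$ and $R\psi_\downarrow=-\sigma\psi_\downarrow$. Send it to $f=\psi_\uparrow+\psi_\downarrow\in L^2(\mathbb R)$. Functions of opposite parity are orthogonal and every $f$ splits into an even and an odd part, so this map is unitary. Under it $\sigma_z$ becomes $\psi_\uparrow-\psi_\downarrow=\sigma Rf$, and $\sigma_x(a+a^\dagger)$ sends $(\psi_\uparrow,\psi_\downarrow)$ to $((a+a^\dagger)\psi_\downarrow,(a+a^\dagger)\psi_\uparrow)$, that is, $f$ to $(a+a^\dagger)f$. Since $a^\dagger a+g(a+a^\dagger)+g^2=(a^\dagger+g)(a+g)$,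
$$\tilde H|_{\mathcal H_\sigma}\ \cong\ b^\dagger b+\sigma\Delta R,\qquad b=a+g. \tag{1}$$
So a sector is a displaced oscillator plus a reflection of norm $\Delta$. In the number basis, (1) is a Jacobi matrix with diagonal entries $n+g^2+\sigma\Delta(-1)^n$ and off-diagonal entries $g\sqrt{n+1}\ne0$. The first component of an eigenvector determines all the others, row by row, so the spectrum in each sector is simple.

*Example.* For $\Delta=0$ (outside our parameter range, but instructive), (1) is $b^\dagger b$ with $[b,b^\dagger]=1$, and $x_k^\sigma=k$ exactly.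

**Definition (interval counts).** For $n\in\mathbb Z_{\ge0}$ the count of parity $\sigma$ in $[n,n+1)$ is $\#\{k:x_k^\sigma\in[n,n+1)\}$, and
$$M_\sigma(g,\Delta)=\sup_{n\ge0}\#\{k:x_k^\sigma\in[n,n+1)\}.$$

*Example.* For $\Delta=0$ every count is $1$.

## 2. Coherent states, symbols, and Riesz means

These notions let us count eigenvalues by computing integrals over the plane.

**Definition (coherent states).** For $z=u+iv\in\mathbb C$, $|z\rangle=e^{-|z|^2/2}\sum_n\frac{z^n}{\sqrt{n!}}|n\rangle$. Then $a|z\rangle=z|z\rangle$, $\langle z|z'\rangle=e^{-|z|^2/2-|z'|^2/2+\bar zz'}$, and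
$$\int|z\rangle\langle z|\,\frac{d^2z}\pi=1,\qquad d^2z=du\,dv .$$
For the last identity, the integral over the angle kills the entries with $n\ne m$. For radial integrands $\frac{d^2z}\pi$ becomes $ds$ with $s=|z|^2$, so the diagonal entries are $\int_0^\infty e^{-s}\frac{s^n}{n!}ds=1$.

*Example.* $R|z\rangle=|{-z}\rangle$ and $\langle z|{-z}\rangle=e^{-2|z|^2}$: a coherent state far from the origin is almost orthogonal to its reflection.

**Definition (lower symbol).** It is the $2\times2$ matrix $h(z)=\langle z|\tilde H|z\rangle$. From $a|z\rangle=z|z\rangle$,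
$$h(z)=|z|^2+g^2+\Delta\sigma_z+2gu\,\sigma_x,\qquad e_\pm(z)=|z|^2+g^2\pm\sqrt{\Delta^2+4g^2u^2},$$
where $e_\pm(z)$ are its eigenvalues. Choose $\theta(u)$ with $\tan\theta=2gu/\Delta$, $|\theta|<\pi/2$. Then $\chi_+=(\cos\frac\theta2,\sin\frac\theta2)$ and $\chi_-=(-\sin\frac\theta2,\cos\frac\theta2)$ are orthonormal eigenvectors, continuous in $z$. We write $|z\chi_j\rangle=|z\rangle\otimes\chi_j(z)$. These vectors lie in $D(\tilde H)$, and $\langle z\chi_j|\tilde H|z\chi_j\rangle=e_j(z)$.

There is also a representation of $\tilde H$ itself as a superposition of coherent projections. Since $\langle z|a^\dagger=\bar z\langle z|$, we have $\|a^\dagger\psi\|^2=\int|z|^2|\langle z|\psi\rangle|^2\frac{d^2z}\pi$, hence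
$$\langle\psi,a^\dagger a\,\psi\rangle=\|a^\dagger\psi\|^2-\|\psi\|^2=\int(|z|^2-1)|\langle z|\psi\rangle|^2\tfrac{d^2z}\pi .$$
Likewise $\langle\varphi,a^\dagger\psi\rangle=\int\bar z\,\langle\varphi|z\rangle\langle z|\psi\rangle\frac{d^2z}\pi$ and $\langle\varphi,a\psi\rangle=\langle a^\dagger\varphi,\psi\rangle=\int z\,\langle\varphi|z\rangle\langle z|\psi\rangle\frac{d^2z}\pi$, so $a+a^\dagger$ is represented by $z+\bar z=2u$. Together, for $\psi\in D(\tilde H)$ and with $\langle z|\psi\rangle\in\mathbb C^2$,
$$\langle\psi,\tilde H\psi\rangle=\int\big\langle\langle z|\psi\rangle,(h(z)-1)\langle z|\psi\rangle\big\rangle_{\mathbb C^2}\tfrac{d^2z}\pi. \tag{2}$$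

*Example.* For $a^\dagger a$ alone the lower symbol is $|z|^2$ and the density in the integral representation is $|z|^2-1$. At $\psi=|0\rangle$ the integral is $\int_0^\infty(s-1)e^{-s}ds=0$, as it should be.

**Definition (Riesz means).** With $t_+=\max(t,0)$,
$$R_\sigma(\mu)=\sum_k(\mu-x_k^\sigma)_+,\qquad\mathcal R=R_++R_-,\qquad\Phi(\mu)=\int\sum_{j=\pm}(\mu-e_j(z))_+\,\frac{d^2z}\pi .$$
$\mathcal R(\mu)=\operatorname{Tr}(\mu-\tilde H)_+$ is a finite sum, and $\Phi$ is its phase-space analogue.

*Example.* Let $g=\Delta=0$. Then $e_\pm=|z|^2$, so $\Phi(\mu)=2\int_0^\mu(\mu-s)ds=\mu^2$ for $\mu\ge0$. The eigenvalues are $0,1,2,\dots$ in each sector, so at an integer $\mu=m\ge0$, $\mathcal R(m)=2\sum_{k=0}^m(m-k)=m(m+1)$. Note that $\Phi(m)=m^2\le m(m+1)\le(m+1)^2=\Phi(m+1)$.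

We also use three textbook facts.

1. **Jensen's inequality.** For convex $\varphi$ and a probability measure $\nu$ with finite first moment, $\varphi(\int x\,d\nu)\le\int\varphi\,d\nu$. With $\nu$ the spectral measure of a self-adjoint $T$ at a unit vector $\psi\in D(T)$, this reads $\varphi(\langle\psi,T\psi\rangle)\le\langle\psi,\varphi(T)\psi\rangle$.
2. **Trace by coherent states.** For bounded $T\ge0$, $\operatorname{Tr}T=\int\sum_j\langle z\chi_j|T|z\chi_j\rangle\frac{d^2z}\pi$. Indeed, for an orthonormal basis $\psi_k$, $\sum_k\|T^{1/2}\psi_k\|^2=\sum_k\int\sum_j|\langle z\chi_j|T^{1/2}\psi_k\rangle|^2\frac{d^2z}\pi$ by the resolution of the identity and $\sum_j|\chi_j\rangle\langle\chi_j|=1$; now exchange the sum and the integral.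
3. **Min–max.** If $T$ is self-adjoint, bounded below, with discrete spectrum, and $K=K^*$ is bounded, then the ordered eigenvalues of $T$ and $T+K$ differ index by index by at most $\|K\|$.

## 3. The $G$-conjecture and four theorems about it

In the normalized variable, the eigenvalues of a given parity are the roots of Braak's function $G_\pm(x)$, whose poles lie at the non-negative integers. The intervals $[n,n+1)$, $n\ge0$, are those between consecutive poles. The following is stated in Daniel Braak, Linh Thi Hoai Nguyen, Cid Reyes-Bustos and Masato Wakayama, "Spacing distribution for quantum Rabi models", arXiv:2310.09811 (2023).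

**Conjecture ($G$-conjecture).** For a given parity, the number of eigenvalues in an interval $[n,n+1)$ is either $0$, $1$, or $2$. Moreover, an interval with two eigenvalues cannot be adjacent to another interval with two eigenvalues. Similarly, an interval with no eigenvalues cannot be adjacent to another interval with no eigenvalues.

Here $n\in\mathbb Z_{\ge0}$; normalized eigenvalues below $0$ are not part of the statement. In plain words: do the levels of one parity spread so evenly that a unit interval never holds more than two, and do crowded or empty intervals never come next to each other? The answer is no, and the first clause is what fails.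

**Theorem 1 (disproof).** For $g=e^{40}$, $\Delta=e^{80}$ there are an $n\in\mathbb Z_{\ge0}$ and a parity $\sigma$ such that $[n,n+1)$ contains at least $3$ eigenvalues of parity $\sigma$.

**Theorem 2 (strong form, each parity).** If $\Delta\ge64$ and $\Delta\le g^2\le\Delta^2/64$, then for both $\sigma=\pm$
$$M_\sigma(g,\Delta)\ \ge\ \frac{\sqrt\Delta}{4\pi\,(g+3)}\,\log\frac{\Delta}{8g}\;-\;8 .$$
In particular, for every fixed $c\ge1$, along $g^2=c\Delta$, $\Delta\to\infty$, both $M_\pm\to\infty$, at least like $\frac1{8\pi\sqrt c}\log\Delta$. So no version of the conjecture with $2$ replaced by another universal constant holds.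

**Theorem 3.** If $0<\Delta\le1$, the $G$-conjecture is true for every $g>0$ and both parities.

**Theorem 4.** For every $g,\Delta>0$ there is $n_0(g,\Delta)$ such that all assertions of the conjecture hold for the intervals $[n,n+1)$ with $n\ge n_0$.

Two things are not claimed. It is not decided whether the third clause (no two adjacent empty intervals) alone holds for all parameters, and no counterexample is given to the second clause with exactly two eigenvalues in each of two adjacent intervals. A remark on conventions: by simplicity of the spectrum, at most one eigenvalue of a given parity sits exactly at $x=n$. Excluding such exceptional eigenvalues would lower a count by at most $1$, which does not affect the unboundedness in Theorem 2.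

## 4. The two solvable edges, $\Delta=0$ and $g=0$

At $\Delta=0$ all counts are $1$, as we saw.

At $g=0$, (1) is diagonal in the number basis, with eigenvalues $n+\sigma\Delta(-1)^n$. Take $\sigma=+$ and $\Delta=10.3$. The even $n$ give $10.3,12.3,14.3,\dots$ and the odd $n$ give $-9.3,-7.3,\dots,-1.3,0.7,2.7,\dots$. The counts for $n=0,1,2,\dots$ are $1,0,1,0,\dots,1,0$ up to $n=9$, and then $2,0,2,0,\dots$ from $n=10$ on.

The same happens for every non-integer $\Delta$. Let $m=\lfloor\Delta\rfloor$. For $\sigma=+$ the two progressions $\Delta+2j$ and $1-\Delta+2j$ have integer parts $m+2j$ and $-m+2j$, which have the same parity as $m$. So every interval with $n\not\equiv m$ mod $2$ is empty, and one with $n\equiv m$ holds $1$ eigenvalue if $n<m$ and $2$ if $n\ge m$. For $\sigma=-$ the integer parts are $-m-1+2j$ and $m+1+2j$, and the argument is the same. If $\Delta=m$ is an integer, the two progressions have opposite parity and every count is $0$ or $1$. The progression that starts at or below $0$ (from $1-m$ for $\sigma=+$,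 from $-m$ for $\sigma=-$) puts one eigenvalue into every second interval from $n=0$ or $n=1$ on, so no two empty intervals are adjacent. Thus at $g=0$ all three clauses hold for every $\Delta>0$. If they fail, both terms must matter.

## 5. Perturbing the displaced oscillator: $\Delta\le1$ and the barrier at $\Delta=1$

Formula (1) suggests treating $\sigma\Delta R$ as a perturbation of $A=b^\dagger b$, whose eigenvalues are $0,1,2,\dots$. With $D(\alpha)=e^{\alpha a^\dagger-\bar\alpha a}$ we have $D(\alpha)aD(\alpha)^*=a-\alpha$, so $b=D(-g)\,a\,D(-g)^*$ and the eigenvectors of $A$ are $e_k=D(-g)|k\rangle$. As functions, $e_k(q)=\phi_k(q+\sqrt2\,g)$ up to a phase, because $b+b^\dagger=\sqrt2\,(q+\sqrt2\,g)$. Fix $\sigma$, write $x_k$ for $x_k^\sigma$, and put $d_k=x_k-k$.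

**Lemma 1.** If $|d_k|<1$ for all $k\ge k_0$, then the assertions of the conjecture hold for all intervals $[n,n+1)$ with $n\ge k_0+1$. If $k_0=0$, they hold for all $n\ge0$.

*Proof.* If $k_0\ge1$ and $k<k_0$, then $x_k\le x_{k_0}<k_0+1\le n$, so these eigenvalues are not in $[n,n+1)$. For $k\ge k_0$ we have $k-1<x_k<k+1$. If also $n\le x_k<n+1$, then $k+1>n$ and $k-1<n+1$, so $k\in\{n,n+1\}$. Given $|d_n|,|d_{n+1}|<1$, the eigenvalue $x_n$ lies in $[n,n+1)$ exactly when $d_n\ge0$, and $x_{n+1}$ exactly when $d_{n+1}<0$. So the count is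
$$\mathbf 1[d_n\ge0]+\mathbf 1[d_{n+1}<0]\in\{0,1,2\}.$$
Count $2$ in both $[n,n+1)$ and $[n+1,n+2)$ would require $d_{n+1}<0$ (from the first) and $d_{n+1}\ge0$ (from the second). Count $0$ in both would require $d_{n+1}\ge0$ and $d_{n+1}<0$. Both are impossible. $\square$

**Proof of Theorem 3.** We show $|d_k|<\Delta$ for all $k$ and all $\Delta>0$; for $\Delta\le1$, Lemma 1 with $k_0=0$ then applies.

**Step 1: $d_k\le\Delta$.** By dimension there is a unit vector $\psi\in\operatorname{span}\{e_0,\dots,e_k\}$ orthogonal to the $k$ eigenvectors belonging to $x_0,\dots,x_{k-1}$. Then $x_k\le\langle\psi,(A+\sigma\Delta R)\psi\rangle\le k+\Delta$. Equality forces $\langle\psi,A\psi\rangle=k$, so $\psi=e_k$ up to phase, and $\langle\psi,\sigma R\psi\rangle=1$, so $\sigma R\psi=\psi$.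

**Step 2: $d_k\ge-\Delta$.** There is a unit vector $\psi$ in the span of the eigenvectors for $x_0,\dots,x_k$ with $\psi\perp e_0,\dots,e_{k-1}$. Then $x_k\ge\langle\psi,(A+\sigma\Delta R)\psi\rangle\ge k-\Delta$. Equality forces $\psi=e_k$ up to phase and $\sigma R\psi=-\psi$.

**Step 3: equality is impossible.** In either case $e_k$ would be an eigenvector of $R$, so $|e_k(q)|^2$ would be symmetric about $q=0$. It is also symmetric about $q=-\sqrt2\,g$, because $|\phi_k|^2$ is even. Two reflections compose to a translation, so $|e_k|^2$ would be periodic with period $2\sqrt2\,g>0$, which is impossible for a nonzero integrable function. $\blacksquare$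

Where does this approach stop? For any $\Delta$ it gives $n-\Delta<k<n+1+\Delta$ whenever $x_k\in[n,n+1)$, so each count is at most $\lceil2\Delta+1\rceil$, and in particular $M_\sigma<\infty$. For $1<\Delta\le2$ this already allows the four indices $n-1,n,n+1,n+2$, and the proof of Lemma 1 breaks down. The norm bound cannot be improved uniformly in $g$: at $g=0$, $\sigma=-$, the lowest eigenvalue is exactly $-\Delta$, so $d_0=-\Delta$. On the other hand, Theorem 4 says that for fixed $(g,\Delta)$ the high intervals are well behaved. So a violation must have $\Delta>1$ and must sit below $n_0(g,\Delta)$. This points to large parameters, where phase space is the natural guide.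

## 6. The saddle of $e_-$ and the phase-space density of levels

This section is heuristic and is not used in the proofs. The phase-space rule says that the number of eigenvalues of both parities below $\mu$ is about $\frac1\pi\sum_j|\{z:e_j(z)<\mu\}|$. For $g=\Delta=0$ this is $2\mu$: two levels per unit interval, one for each parity. The first clause of the conjecture allows at most four per unit interval in total. So we look for an energy where the derivative of the area is large.

Put $c=g^2/\Delta$. The lower branch is $e_-(z)=u^2+v^2+g^2-\sqrt{\Delta^2+4g^2u^2}$. Near $z=0$,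
$$e_-(z)\approx(g^2-\Delta)+v^2-(2c-1)u^2,$$
which is a saddle when $c>\frac12$, with value $\mu_s=g^2-\Delta$. The function is a double well: the minima lie at $v=0$, $u^2=g^2-\frac{\Delta^2}{4g^2}$, with value $-\frac{\Delta^2}{4g^2}$. For the model saddle $v^2-\kappa^2u^2$, $|u|\le U$, the derivative of area$/\pi$ at height $s>0$ above the saddle is
$$\frac1\pi\int_{-U}^{U}\frac{du}{\sqrt{s+\kappa^2u^2}}=\frac2{\pi\kappa}\operatorname{arsinh}\frac{\kappa U}{\sqrt s}\ \approx\ \frac1{\pi\kappa}\log\frac{4\kappa^2U^2}{s}\qquad(s\to0).$$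
The density diverges logarithmically at the saddle. In our problem $U^2$ is of order $\Delta/c$ and $\kappa^2$ of order $c$, so the density should be of order $\frac1{\sqrt c}\log\frac\Delta s$. We take $c\ge1$ so that $\mu_s\ge0$, i.e. so that the saddle energy lies in the range covered by the conjecture. We must now make this rigorous with explicit errors.

## 7. Berezin–Lieb bounds

**Lemma 2 (Berezin–Lieb).** $\Phi(\mu)\le\mathcal R(\mu)\le\Phi(\mu+1)$.

*Proof.* Let $\varphi(x)=(\mu-x)_+$, which is convex.

**Lower bound.** By the trace formula and Jensen for the spectral measure of $\tilde H$ at the unit vector $|z\chi_j\rangle$,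
$$\mathcal R(\mu)=\operatorname{Tr}\varphi(\tilde H)=\int\sum_j\langle z\chi_j|\varphi(\tilde H)|z\chi_j\rangle\tfrac{d^2z}\pi\ge\int\sum_j\varphi(e_j(z))\tfrac{d^2z}\pi=\Phi(\mu).$$

**Upper bound.** Let $\psi_k$ be an orthonormal eigenbasis of $\tilde H$ with eigenvalues $x_k$ (both parities together). Expand $\langle z|\psi_k\rangle$ in the basis $\chi_\pm(z)$ of eigenvectors of $h(z)$. Then (2) gives
$$x_k=\int\sum_j(e_j(z)-1)\,|\langle z\chi_j|\psi_k\rangle|^2\tfrac{d^2z}\pi,\qquad\int\sum_j|\langle z\chi_j|\psi_k\rangle|^2\tfrac{d^2z}\pi=1 .$$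
So $x_k$ is the mean of $e_j(z)-1$ under a probability measure, and Jensen gives $\varphi(x_k)\le\int\sum_j\varphi(e_j-1)|\langle z\chi_j|\psi_k\rangle|^2\frac{d^2z}\pi$. Sum over $k$ with $\sum_k|\langle z\chi_j|\psi_k\rangle|^2=1$. Since $\varphi(e_j-1)=(\mu+1-e_j)_+$, the result is $\Phi(\mu+1)$. $\square$

## 8. A tent window at the saddle

From here on, $c=g^2/\Delta\ge1$, $\Delta\ge64$, $w\ge1$, $8w\le\Delta$, and
$$\mu_s=g^2-\Delta=(c-1)\Delta\ge0,\qquad\mu=\mu_s+w,\qquad\tau(x)=(w-|x-\mu|)_+ .$$
The tent $\tau$ has support $[\mu_s,\mu_s+2w]\subset[0,\infty)$ and $\int\tau=w^2$. It is a second difference of the functions in the Riesz means: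
$$\tau(x)=(\mu+w-x)_+-2(\mu-x)_++(\mu-w-x)_+ . \tag{3}$$
(Both sides are piecewise linear, vanish for large $x$, and have the same changes of slope at $\mu+w,\mu,\mu-w$.) Put
$$\delta^2\Phi=\Phi(\mu+w)-2\Phi(\mu)+\Phi(\mu-w)=\int\sum_j\tau(e_j(z))\tfrac{d^2z}\pi .$$

**Lemma 3.** $\displaystyle\delta^2\Phi\ge\frac{w^2}{2\pi\sqrt c}\log\frac\Delta{8w}$ and $\Phi(\mu+1)-\Phi(\mu)\le2(g^2+w+1)$.

*Proof.*

**Step 1: two-sided control of the saddle profile.** Since $4g^2u^2=4c\Delta u^2$, we have $e_-(z)=\mu_s+v^2-F(u)$ with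
$$F(u)=\sqrt{\Delta^2+4c\Delta u^2}-\Delta-u^2=\frac{4c\Delta u^2}{\sqrt{\Delta^2+4c\Delta u^2}+\Delta}-u^2 .$$
The denominator is at least $2\Delta$, so $F(u)\le2cu^2$ always. If $4cu^2\le3\Delta$, the root is at most $2\Delta$, the denominator at most $3\Delta$, and $F(u)\ge(\frac{4c}3-1)u^2\ge\frac c3u^2$, using $c\ge1$.

**Step 2: change variables from $v$ to energy.** Drop the nonnegative term $j=+$. Fix $u$ with $F(u)\ge0$ and keep only $v^2>F(u)$. Put $s=v^2-F(u)>0$; for each of the two signs of $v$, $|dv|=\frac{ds}{2\sqrt{s+F(u)}}$. So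
$$\int\tau(e_-)\,dv\ge\int_0^{2w}\tau(\mu_s+s)\,\frac{ds}{\sqrt{s+F(u)}} .$$
Integrate over $u$ and exchange the order, keeping for each $s$ only
$$U_s=\Big\{u:\sqrt{3s/c}\le|u|\le\sqrt{3\Delta/(4c)}\Big\}.$$
This is a legitimate range, since $s\le2w\le\Delta/4$, and $F\ge\frac c3u^2\ge0$ on it by Step 1. We get
$$\delta^2\Phi\ge\frac1\pi\int_0^{2w}\tau(\mu_s+s)\Big[\int_{U_s}\frac{du}{\sqrt{s+F(u)}}\Big]ds .$$

**Step 3: extract the logarithm.** On $U_s$, $F(u)\ge\frac c3u^2\ge s$, so $s+F\le2F\le4cu^2$. The bracket is at least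
$$2\int_{\sqrt{3s/c}}^{\sqrt{3\Delta/(4c)}}\frac{du}{2\sqrt c\,u}=\frac1{2\sqrt c}\log\frac\Delta{4s}\ge\frac1{2\sqrt c}\log\frac\Delta{8w}\ge0,$$
because $s\le2w$. Since $\int_0^{2w}\tau(\mu_s+s)ds=w^2$, the first claim follows.

**Step 4: the cost of a unit shift.** For each $j$, $(\mu+1-e_j)_+-(\mu-e_j)_+\le\mathbf 1[e_j<\mu+1]$, so $\Phi(\mu+1)-\Phi(\mu)\le\frac1\pi\sum_j|\{e_j<\mu+1\}|$. The upper branch does not contribute: $e_+\ge g^2+\Delta>g^2-\Delta+w+1=\mu+1$, because $w+1<2\Delta$. For the lower branch, $\sqrt{\Delta^2+4g^2u^2}\le\Delta+2g|u|$ gives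
$$e_-(z)\ge|z|^2+g^2-\Delta-2g|u|=(|u|-g)^2+v^2-\Delta .$$
So $\{e_-<\mu+1\}$ lies in the union of the two discs centered at $u=\pm g$, $v=0$ of squared radius $\mu+1+\Delta=g^2+w+1$. Their total area is $2\pi(g^2+w+1)$. $\square$

The next lemma turns a bound on interval counts into a bound on the tent sum.

**Lemma 4.** If every interval $[n,n+1)$, $n\ge0$, contains at most $M$ points of a (multi)set $X$, then $\sum_{x\in X}\tau(x)\le M(w^2+3w)$.

*Proof.* Points below $0$ contribute nothing, since $\tau$ vanishes there. So the sum is at most $M\sum_{n\ge0}\sup_{[n,n+1]}\tau$. Let $\mu\in[p,p+1)$ with $p$ an integer. The terms $n=p-1,p,p+1$ contribute at most $3w$, since $\tau\le w$. For $n\le p-2$ the supremum is $\tau(n+1)\le\int_{n+1}^{n+2}\tau$, since $\tau$ increases on $(-\infty,p]$. For $n\ge p+2$ it is $\tau(n)\le\int_{n-1}^n\tau$, since $\tau$ decreases on $[p+1,\infty)$. The intervals of the first kind lie in $(-\infty,p]$, those of the second kind in $[p+1,\infty)$, and they do not overlap. So these terms sum to at most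 $\int\tau=w^2$. $\square$

## 9. Choosing the width: from $w=1$ to $w\sim g$, and the counterexample

By (3) and Lemma 2 (used from below at $\mu\pm w$ and from above at $\mu$),
$$\sum_{\sigma,k}\tau(x_k^\sigma)=\mathcal R(\mu+w)-2\mathcal R(\mu)+\mathcal R(\mu-w)\ge\Phi(\mu+w)-2\Phi(\mu+1)+\Phi(\mu-w)=\delta^2\Phi-2\big(\Phi(\mu+1)-\Phi(\mu)\big).$$
With Lemma 3,
$$\sum_{\sigma,k}\tau(x_k^\sigma)\ \ge\ \frac{w^2}{2\pi\sqrt c}\log\frac\Delta{8w}-4(g^2+w+1). \tag{4}$$

The conjecture speaks of unit intervals, so the obvious choice is $w=1$. It gives nothing. For $c=1$ the right side of (4) is then $\frac1{2\pi}\log\frac\Delta8-4(\Delta+2)$, which is negative for every $\Delta\ge64$. The unit shift in Lemma 2 costs a phase-space area of order $g^2$, and a unit window has no room for that.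

The way past this is that we do not need to know which unit interval is crowded. The main term in (4) grows like $w^2$, while the error stays of order $g^2$. With $w=Kg$ the error is $\frac4{K^2}w^2$ plus lower order, and the logarithm survives because $\log\frac\Delta{8w}$ is still about $\frac12\log\Delta$. On the other side, Lemma 4 bounds the tent sum by $M(w^2+3w)$, with $M$ the largest count of both parities together. So some unit interval must hold at least the average density in a window of width of order $g$, and this average tends to infinity. With $c=1$, $w=Kg$, to leading order we need $\frac1{2\pi}\log\frac g{8K}-\frac4{K^2}>4$. For $K=3$ this asks for $\log g$ slightly above $31$, so $g=e^{40}$ is comfortable.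

**Proof of Theorem 1.** Take $g=e^{40}$, $\Delta=g^2=e^{80}$, so $c=1$, and $w=3g=3e^{40}$. Then $8w=24e^{40}\le e^{80}$.

**Step 1: lower bound for the tent sum.** Here $\log\frac\Delta{8w}=40-\log24>36.8$, and $36.8/(2\pi)>5.85$. Also $4g^2=\frac49w^2<0.45\,w^2$. So (4) gives
$$\sum_{\sigma,k}\tau(x_k^\sigma)>5.4\,w^2-4w-4 .$$

**Step 2: contradiction with at most two per parity.** If every $[n,n+1)$, $n\ge0$, contained at most two eigenvalues of each parity, it would contain at most $4$ in total. Lemma 4, applied to all normalized eigenvalues, would give a tent sum of at most $4w^2+12w$. But $1.4\,w^2>16w+4$, a contradiction.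

Hence some $[n,n+1)$ with $n\ge0$ contains at least $5$ eigenvalues, and so at least $3$ of one parity. $\blacksquare$

## 10. Resolving the parity: Theorem 2

The pigeonhole step does not say which parity is crowded. To treat each parity separately we need Riesz mean bounds inside a sector. The point is that projecting $|z\chi\rangle$ onto a sector produces an overlap with $|{-z}\rangle$, and this overlap decays like $e^{-2|z|^2}$.

**Lemma 5 (parity-resolved bounds).** With $\eta(\mu)=\frac12(|\mu-g^2|+\Delta)+\frac14+\frac g{\sqrt2}$,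
$$\tfrac12\Phi(\mu)-\eta(\mu)\ \le\ R_\sigma(\mu)\ \le\ \Phi(\mu+1)-\tfrac12\Phi(\mu)+\eta(\mu).$$

*Proof.* Here $\mu$ is arbitrary. Let $P=\frac12(1+\sigma\Pi)$ be the projection onto $\mathcal H_\sigma$, and $\varphi(x)=(\mu-x)_+$.

**Step 1: Jensen on the projected vector.** We have $R_\sigma(\mu)=\operatorname{Tr}P\varphi(\tilde H)P=\int\sum_j\langle z\chi_j|P\varphi(\tilde H)P|z\chi_j\rangle\frac{d^2z}\pi$. Fix $z$ and $\chi=\chi_j(z)$, and let $p=\|P|z\chi\rangle\|^2$, $q=\langle z\chi|P\tilde HP|z\chi\rangle=\langle z\chi|\tilde HP|z\chi\rangle$, since $P$ commutes with $\tilde H$. If $p>0$, Jensen at the unit vector $P|z\chi\rangle/\sqrt p$ gives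
$$\langle z\chi|P\varphi(\tilde H)P|z\chi\rangle\ge p\,\varphi(q/p)=(p\mu-q)_+ .$$
If $p=0$, then also $q=0$ and both sides vanish.

**Step 2: separate the main term from the reflected term.** Since $\langle z\chi_j|\tilde H|z\chi_j\rangle=e_j$,
$$p\mu-q=\langle z\chi|(\mu-\tilde H)P|z\chi\rangle=\tfrac12\big[(\mu-e_j)+\sigma\langle z\chi|(\mu-\tilde H)\Pi|z\chi\rangle\big].$$

**Step 3: estimate the reflected term.** We have $\Pi|z\chi\rangle=|{-z}\rangle\otimes\sigma_z\chi$ and
$$\langle z|{-z}\rangle=e^{-2|z|^2},\qquad\langle z|a^\dagger a|{-z}\rangle=-|z|^2e^{-2|z|^2},\qquad\langle z|(a+a^\dagger)|{-z}\rangle=(\bar z-z)e^{-2|z|^2}.$$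
Now $\mu-\tilde H=(\mu-g^2)-a^\dagger a-\Delta\sigma_z-g\sigma_x(a+a^\dagger)$, the spin matrices have norm $1$, and $|\bar z-z|\le2|z|$. So
$$|\langle z\chi|(\mu-\tilde H)\Pi|z\chi\rangle|\le e^{-2|z|^2}\big(|\mu-g^2|+|z|^2+\Delta+2g|z|\big).$$

**Step 4: integrate.** Use $(\alpha+\beta)_+\ge\alpha_+-|\beta|$. The main terms give $\frac12\Phi(\mu)$. The errors have prefactor $\frac12$ and two values of $j$, so with $s=|z|^2$ they cost at most
$$\int_0^\infty e^{-2s}\big(|\mu-g^2|+\Delta+s+2g\sqrt s\big)ds .$$
Here $\int_0^\infty e^{-2s}ds=\frac12$, $\int_0^\infty se^{-2s}ds=\frac14$, and by Cauchy–Schwarz $\int_0^\infty\sqrt s\,e^{-2s}ds\le\sqrt{\frac12\cdot\frac14}=\frac1{2\sqrt2}$. The total is at most $\eta(\mu)$. This is the lower bound.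

**Step 5: the upper bound.** $R_\sigma=\mathcal R-R_{-\sigma}$. Bound $\mathcal R(\mu)\le\Phi(\mu+1)$ by Lemma 2, and $R_{-\sigma}$ from below by what was just proved for the parity $-\sigma$. $\square$

**Proof of Theorem 2.** Let $\Delta\ge64$, $\Delta\le g^2\le\Delta^2/64$, and take $w=g$. Then $c\ge1$, $8w\le\Delta$, and $g\ge8$, so Section 8 applies.

**Step 1: tent sum in one sector.** Use (3), then Lemma 5 from below at $\mu\pm w$ and from above at $\mu$. The $\Phi$-terms are $\frac12\Phi(\mu+w)+\frac12\Phi(\mu-w)+\Phi(\mu)-2\Phi(\mu+1)=\frac12\delta^2\Phi-2(\Phi(\mu+1)-\Phi(\mu))$. So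
$$\sum_k\tau(x_k^\sigma)\ge\tfrac12\delta^2\Phi-2\big(\Phi(\mu+1)-\Phi(\mu)\big)-\eta(\mu+w)-2\eta(\mu)-\eta(\mu-w).$$

**Step 2: the parity error is of order $g^2$.** The arguments of $\eta$ are $\mu'=g^2-\Delta+s$ with $0\le s\le2w\le\Delta/4$. So $|\mu'-g^2|\le\Delta$ and $\eta(\mu')\le\Delta+\frac14+\frac g{\sqrt2}$. The four copies cost at most $4\Delta+1+2\sqrt2\,g$.

**Step 3: collect.** With Lemma 3 and $\Delta\le g^2$,
$$\sum_k\tau(x_k^\sigma)\ge\frac{g^2}{4\pi\sqrt c}\log\frac\Delta{8g}-4(g^2+g+1)-4\Delta-1-2\sqrt2\,g\ge\frac{g^2}{4\pi\sqrt c}\log\frac\Delta{8g}-8g^2-(4+2\sqrt2)g-5 .$$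

**Step 4: compare with the counts.** By Lemma 4 the left side is at most $M_\sigma(g^2+3g)$. Divide by $g^2+3g$. For $g\ge1$ we have $8g^2+(4+2\sqrt2)g+5\le8(g^2+3g)$, so the error is at most $8$. Since $g/\sqrt c=\sqrt\Delta$, the coefficient is $\frac{g^2}{\sqrt c\,(g^2+3g)}=\frac{\sqrt\Delta}{g+3}$. This is the stated bound.

**Step 5: the limit.** Fix $c\ge1$ and let $g^2=c\Delta$; the hypotheses hold once $\Delta\ge64c$. Then $\log\frac\Delta{8g}=\frac12\log\frac\Delta{64c}$, and the bound reads
$$M_\sigma\ge\frac g{g+3}\cdot\frac1{8\pi\sqrt c}\log\frac\Delta{64c}-8\ \longrightarrow\ \infty . \qquad\blacksquare$$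

## 11. High intervals at fixed parameters: conjugating the reflection away

Now fix $g,\Delta>0$ and $\sigma$, and return to $A+V$ with $A=b^\dagger b$, $V=\sigma\Delta R$, in the basis $e_k$. By Lemma 1, Theorem 4 follows once we show
$$d_k=x_k-k\to0. \tag{5}$$
Min–max only gives $|d_k|\le\|V\|=\Delta$. If $V$ were compact we would be done, by Step 5 below; but $V^2=\Delta^2$, so it is not. What helps is that the matrix entries of $V$ decay along each diagonal. A unitary conjugation removes all the off-diagonal part at the cost of a compact error.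

**Step 1: the entries $v_{jk}=\langle e_j,Ve_k\rangle$ decay along diagonals.** Since $RD(-g)=D(g)R$ and $D(-g)^*=D(g)$,
$$v_{jk}=\sigma\Delta\,\langle j|D(g)RD(-g)|k\rangle=\sigma\Delta(-1)^k\langle j|D(2g)|k\rangle .$$
The matrix is real and, as $V=V^*$, symmetric. For real $\beta$, $D(\beta)=e^{-\beta^2/2}e^{\beta a^\dagger}e^{-\beta a}$. Apply $e^{-\beta a}$ to $|k\rangle$ and $e^{\beta a}$ to $|k+l\rangle$, and match the components on $|k-m\rangle$. For $l\ge0$,
$$\langle k+l|D(\beta)|k\rangle=e^{-\beta^2/2}\sum_{m=0}^k\frac{(-1)^m\beta^{2m+l}}{m!\,(m+l)!}\,\frac{\sqrt{k!\,(k+l)!}}{(k-m)!}=\sqrt{\tfrac{k!}{(k+l)!}}\;\beta^le^{-\beta^2/2}L_k^{(l)}(\beta^2),$$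
where $L_k^{(l)}(x)=\sum_m\frac{(-1)^m(k+l)!}{(k-m)!\,(l+m)!\,m!}x^m$ is the Laguerre polynomial. (For instance $v_{00}=\sigma\Delta e^{-2g^2}$.) By Fejér's formula (Szegő, *Orthogonal Polynomials*, Thm 8.22.1), $L_k^{(l)}(x)=O(k^{l/2-1/4})$ as $k\to\infty$ for fixed $x>0$ and $l$. The square root is $O(k^{-l/2})$. Hence $v_{k+l,k}=v_{k,k+l}=O(k^{-1/4})\to0$ for each fixed $l$.

**Step 2: define the generator and show that it is compact.** Let $S_{jk}=\frac{v_{jk}}{k-j}$ for $j\ne k$ and $S_{jj}=0$. Since $(v_{jk})$ is real symmetric, $S_{kj}=-S_{jk}$.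

First, a tool. For $f\in L^1(\mathbb T)$ let $\hat f(m)=\int f(\theta)e^{-im\theta}\frac{d\theta}{2\pi}$, and let $U_\theta=\operatorname{diag}(e^{-ij\theta})$. The $(j,k)$ entry of $U_\theta VU_\theta^*$ is $e^{-i(j-k)\theta}v_{jk}$, so the matrix $(\hat f(j-k)v_{jk})$ is that of $\int f(\theta)\,U_\theta VU_\theta^*\frac{d\theta}{2\pi}$. Its norm is at most $\|f\|_{L^1}\|V\|\le\|f\|_{L^2}\,\Delta$, with normalized measure.

For $L\ge0$ choose $f\in L^2(\mathbb T)$ with $\hat f(m)=-\frac1m$ for $|m|>L$ and $\hat f(m)=0$ otherwise. Then $(\hat f(j-k)v_{jk})$ is the part of $S$ with $|j-k|>L$, and its norm is at most $\Delta\big(2\sum_{l>L}l^{-2}\big)^{1/2}$. With $L=0$ this shows that $S$ is bounded, and as $L\to\infty$ it tends to $0$. The remaining part, $|j-k|\le L$, is a finite sum of diagonals. Each is a shift times a diagonal operator whose entries tend to $0$ by Step 1, hence compact. So $S$ is a norm limit of compact operators. Thus $S$ is compact and $S^*=-S$.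

**Step 3: the commutator with $A$.** Let $V_d=\operatorname{diag}(v_{kk})$, compact by Step 1, and $B=-(V-V_d)$, bounded. For $j\ne k$,
$$jS_{jk}=kS_{jk}-(k-j)S_{jk}=kS_{jk}-v_{jk}.$$
So the sequence $(jS_{jk})_j$ is the coefficient sequence of $kSe_k+Be_k$, which is in $\ell^2$. Hence $Se_k\in D(A)$, and $AS=SA+B$ on finite combinations of the $e_k$. If $\psi\in D(A)$, its truncations satisfy $\psi_m\to\psi$ and $A\psi_m\to A\psi$. Then $S\psi_m\to S\psi$ and $AS\psi_m=SA\psi_m+B\psi_m\to SA\psi+B\psi$. Since $A$ is closed, $S\psi\in D(A)$ and $AS\psi=SA\psi+B\psi$. In particular $S$ is a bounded operator on $D(A)$ with the graph norm.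

**Step 4: conjugate.** The series for $e^{tS}$ converges on $D(A)$ in the graph norm, so $e^{\pm tS}$ preserve $D(A)$. Since $S^*=-S$, $e^{tS}$ is unitary. For $\psi\in D(A)$, $t\mapsto e^{tS}\psi$ is differentiable in the graph norm and $A$ is bounded from $D(A)$ to the Hilbert space, so
$$\frac d{dt}\,e^{-tS}Ae^{tS}\psi=e^{-tS}(AS-SA)e^{tS}\psi=e^{-tS}Be^{tS}\psi,\qquad e^{-S}Ae^S=A+\int_0^1e^{-tS}Be^{tS}\,dt .$$
Because $S$ is compact, $e^{tS}-1$ is compact. So $e^{-tS}Be^{tS}-B=(e^{-tS}-1)Be^{tS}+B(e^{tS}-1)$ is compact and norm continuous in $t$, and its integral is compact. For the same reason $e^{-S}Ve^S-V$ is compact. Therefore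
$$e^{-S}(A+V)e^S=A+B+V+\text{compact}=A+V_d+\text{compact}=A+K,$$
with $K$ compact. The left side is self-adjoint on $D(A)$, so $K$ is symmetric on a dense set and bounded, hence self-adjoint. By unitary equivalence, the $x_k$ are the ordered eigenvalues of $A+K$.

**Step 5: a compact perturbation moves high eigenvalues by $o(1)$.** Let $\varepsilon>0$ and let $P_m$ be the projection onto $\operatorname{span}\{e_0,\dots,e_{m-1}\}$. As $K$ is compact, $\|K-P_mKP_m\|<\varepsilon$ for some $m$. The operator $A+P_mKP_m$ is block diagonal: $m$ eigenvalues come from the block $\operatorname{Ran}P_m$, and the others are $m,m+1,\dots$. Let $k\ge m$ be an integer larger than all the block eigenvalues. The eigenvalues below $k$ are then the $m$ block eigenvalues and $m,\dots,k-1$, which are $k$ in number. So the $k$-th eigenvalue, counted from $0$, is exactly $k$. By min–max, $|x_k-k|\le\varepsilon$ for all large $k$. This is (5).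

**Proof of Theorem 4.** By (5), for each parity there is a $k_0\ge1$ with $|d_k|<1$ for all $k\ge k_0$. Lemma 1 gives the assertions of the conjecture for all $n\ge k_0+1$. Let $n_0(g,\Delta)$ be the larger of the two values of $k_0+1$. $\blacksquare$
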